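\title{Local indistinguishability does not suffice for quantum data hiding}

\begin{abstract}
Two orthogonal bipartite states that cannot be distinguished perfectly by local operations and classical communication (LOCC) are natural building blocks for hiding a classical bit: one encodes the bit in the parity of the labels of $L$ independent copies. We show that local indistinguishability of one copy does not imply that the parity is hidden as $L\to\infty$. For an explicit family of ensembles we compute the optimal LOCC success probability for every $L$, and the limits $\frac12$, $\frac34$ and $1$ all occur. The mechanism is that entanglement contained in some copies is spent on discriminating the others. Negative conditional entropy of the average state always forces the limit $1$. In the other direction, if the weighted difference of the two states has partial transpose of trace norm at most one, as it does for separable states, then failure of perfect discrimination by PPT measurements forces exponential convergence to $\frac12$. Hence the implication holds for separable two-qubit ensembles, although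 it fails for two qubits in general.
\end{abstract}

\section{The question}\label{sec:question}

Alice and Bob share a quantum system with finite-dimensional Hilbert space $\mathcal H_A\otimes\mathcal H_B$. A classical bit $b$ is encoded by preparing one of two orthogonal states. If Alice and Bob bring their parts together they read the bit without error. A data-hiding scheme asks that, as long as they stay apart and only communicate classically, they can do essentially no better than to guess at random.

A \emph{two-state ensemble} $\mathcal E=\{\eta_b,\rho_b\}_{b=0,1}$ consists of density operators $\rho_0,\rho_1$ on $\mathcal H_A\otimes\mathcal H_B$ and priors $\eta_0,\eta_1>0$ with $\eta_0+\eta_1=1$. It is \emph{orthogonal} if $\rho_0\rho_1=0$. A two-outcome measurement is a pair $\{M_0,M_1\}$ of positive semidefinite operators with $M_0+M_1=I$. For a class $\mathsf M$ of such measurements, the optimal probability of guessing $b$ is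
\[
p_{\mathsf M}(\mathcal E)=\sup_{\{M_b\}\in\mathsf M}\ \sum_{b}\eta_b\operatorname{Tr}(\rho_bM_b).
\]
We write $\mathsf{LOCC}$ for the measurements that Alice and Bob can realize by local operations and finitely many rounds of classical communication; passing to the closure of this class does not change the supremum. With all measurements allowed, an orthogonal ensemble is discriminated perfectly by the projector onto the support of $\rho_0$. An orthogonal ensemble is \emph{locally indistinguishable} if $p_{\mathsf{LOCC}}(\mathcal E)<1$. This property does not depend on the priors: with $e_b=1-\operatorname{Tr}(\rho_bM_b)$, the error probability $\eta_0e_0+\eta_1e_1$ lies between $\min(\eta_0,\eta_1)(e_0+e_1)$ and $e_0+e_1$.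

Local indistinguishability only says that the success probability is below $1$. To push it down to $\frac12$, draw $L$ independent labels $b_1,\dots,b_L$, prepare $\rho_{b_1}\otimes\cdots\otimes\rho_{b_L}$, give all $A$ parts to Alice and all $B$ parts to Bob, and let the hidden bit be the parity $b_1\oplus\cdots\oplus b_L$. For $\vec b\in\{0,1\}^L$ write $\eta_{\vec b}=\prod_i\eta_{b_i}$ and $\rho_{\vec b}=\bigotimes_i\rho_{b_i}$. The resulting ensemble $\mathcal E^{(L)}=\{\eta^{(L)}_b,\rho^{(L)}_b\}_{b=0,1}$ is
\[
\eta^{(L)}_b=\sum_{b_1\oplus\cdots\oplus b_L=b}\eta_{\vec b},\qquad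
\rho^{(L)}_b=\frac1{\eta^{(L)}_b}\sum_{b_1\oplus\cdots\oplus b_L=b}\eta_{\vec b}\,\rho_{\vec b}.
\]
Two strings of different parity differ in some position, so $\mathcal E^{(L)}$ is orthogonal whenever $\mathcal E$ is. Put
\[
X=\eta_0\rho_0-\eta_1\rho_1 .
\]
Expanding the tensor power gives $X^{\otimes L}=\eta^{(L)}_0\rho^{(L)}_0-\eta^{(L)}_1\rho^{(L)}_1$, and taking traces gives $\eta^{(L)}_0-\eta^{(L)}_1=(\eta_0-\eta_1)^L\to0$, so the priors tend to $\frac12$. Following Ha and Kim \cite{HaKim}, an orthogonal ensemble $\mathcal E$ \emph{can be used to construct a data-hiding scheme} for one bit if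
\begin{equation}\label{eq:hiding}
\lim_{L\to\infty}p_{\mathsf{LOCC}}(\mathcal E^{(L)})=\tfrac12 .
\end{equation}
Ensembles with this property are known; they include entangled two-qubit examples and pairs of orthogonal separable states, among them two-qubit separable ones. The question posed in \cite{HaKim} is the following.

\medskip
\noindent\emph{Does every locally indistinguishable orthogonal two-state ensemble satisfy \eqref{eq:hiding}?}
\medskip

To see why one would expect the answer yes, describe a measurement by its \emph{observable} $M=M_0-M_1$, so that $M_0=\frac{I+M}2$ and $M_1=\frac{I-M}2$. Then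
\begin{equation}\label{eq:bias}
p_{\mathsf M}(\mathcal E^{(L)})=\tfrac12+\tfrac12\,s_L^{\mathsf M},\qquad s_L^{\mathsf M}=\sup_{\{M_b\}\in\mathsf M}\operatorname{Tr}(X^{\otimes L}M).
\end{equation}
We call $s_L^{\mathsf M}$ the \emph{bias} and write $s_L=s_L^{\mathsf{LOCC}}$; condition \eqref{eq:hiding} reads $s_L\to0$. If all measurements are allowed, $M$ ranges over the Hermitian operators with $\|M\|_\infty\le1$ and the bias is $\|X^{\otimes L}\|_1=\|X\|_1^L$. So, for unrestricted measurements, any ensemble that cannot be discriminated perfectly in one copy has its parity hidden exponentially well. Under LOCC, measuring the copies one at a time and taking the parity of the guesses gives the observable $M^{\otimes L}$ and the bias $s_1^L$, which also tends to $0$. But this argument proves only $s_L\ge s_1^L$. Nothing forces Alice and Bob to treat the copies separately.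

The answer to the question is no. Section~\ref{sec:family} constructs a family in which some copies contain a maximally entangled state, which Alice and Bob use to teleport other copies; Theorem~\ref{thm:family} computes $s_L$ exactly, and Corollary~\ref{cor:no} gives a locally indistinguishable ensemble with $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$. Section~\ref{sec:merging} shows that the same complete failure occurs whenever the average state has negative conditional entropy (Theorem~\ref{thm:merging}), which includes two-qubit examples. Section~\ref{sec:dichotomy} proves a dichotomy for operators whose partial transpose has trace norm at most one (Theorem~\ref{thm:dichotomy}), by combining norm duality with the maximum modulus principle. Section~\ref{sec:separable} applies it to PPT and separable states, and shows that the answer is yes for separable two-qubit ensembles (Corollary~\ref{cor:sep2}).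

\section{Partial transposition and PPT measurements}\label{sec:ppt}

The class $\mathsf{LOCC}$ has no simple closed description, so upper bounds on $s_L$ are obtained from a larger class defined by norm constraints.

Fix orthonormal bases of $\mathcal H_A$ and $\mathcal H_B$. The \emph{partial transposition} $\Gamma$ is the linear map with $(P\otimes Q)^\Gamma=P\otimes Q^{T}$; for several copies it transposes all of Bob's systems. It is an involution, it preserves the trace and Hermiticity, and it satisfies
\[
\operatorname{Tr}(YM)=\operatorname{Tr}(Y^\Gamma M^\Gamma),\qquad (Y_1\otimes\cdots\otimes Y_L)^\Gamma=Y_1^\Gamma\otimes\cdots\otimes Y_L^\Gamma ,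
\]
where the $Y_i$ act on different copies. The first identity is bilinear and reduces on product operators to $\operatorname{Tr}(Q^TQ'^T)=\operatorname{Tr}(QQ')$. We use throughout that $|\operatorname{Tr}(YM)|\le\|Y\|_1\|M\|_\infty$ and that both norms are multiplicative under tensor products, for arbitrary (not necessarily Hermitian) operators. For an orthogonal ensemble, $\|X\|_1=\eta_0+\eta_1=1$.

A positive semidefinite operator is \emph{separable} if it is a sum of operators $P\otimes Q$ with $P,Q\ge0$, and \emph{PPT} if its partial transpose is positive semidefinite. Since $Q\ge0$ implies $Q^T\ge0$, separable operators are PPT. A measurement is PPT if $M_0$ and $M_1$ are. Because $M_b=\frac{I\pm M}2$ and $M_b^\Gamma=\frac{I\pm M^\Gamma}2$, the observables of PPT measurements are exactly the Hermitian $M$ with $\|M\|_\infty\le1$ and $\|M^\Gamma\|_\infty\le1$. For Hermitian $Y$ on any bipartite space define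
\[
\nu(Y)=\max\{\operatorname{Tr}(YM):\ M=M^*,\ \|M\|_\infty\le1,\ \|M^\Gamma\|_\infty\le1\};
\]
the maximum exists because the constraint set is compact. Each branch of an LOCC protocol applies a product Kraus operator $K_A\otimes K_B$, and $M_b$ is the sum of $K_A^*K_A\otimes K_B^*K_B$ over the branches that end with the guess $b$. So LOCC measurements have separable elements, and
\begin{equation}\label{eq:loccppt}
s_L\le s_L^{\mathsf{PPT}}=\nu(X^{\otimes L}).
\end{equation}

\begin{lemma}\label{lem:twonorms}
If $\|M\|_\infty\le1$ and $\|M^\Gamma\|_\infty\le1$, then $|\operatorname{Tr}(YM)|\le\min(\|Y\|_1,\|Y^\Gamma\|_1)$ for every operator $Y$. Consequently, if $Y=\sum_iw_iY_i$ is Hermitian and $w_i\ge0$, then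
\begin{equation}\label{eq:expansion}
\nu(Y)\le\sum_iw_i\min(\|Y_i\|_1,\|Y_i^\Gamma\|_1).
\end{equation}
\end{lemma}

\begin{proof}
Bound $\operatorname{Tr}(YM)$ by $\|Y\|_1\|M\|_\infty$ and $\operatorname{Tr}(Y^\Gamma M^\Gamma)$ by $\|Y^\Gamma\|_1\|M^\Gamma\|_\infty$.
\end{proof}

With a single term, \eqref{eq:expansion} gives $s_L\le\|X^\Gamma\|_1^L$, so \eqref{eq:hiding} holds whenever $\|X^\Gamma\|_1<1$. The freedom to choose a different norm for each term of an expansion is what makes \eqref{eq:expansion} sharp in the next section.

Two operators on $\mathbb C^d\otimes\mathbb C^d$ appear repeatedly: the swap $F_d=\sum_{i,j}|i\rangle\langle j|\otimes|j\rangle\langle i|$, and the projector $\Phi_d=\frac1d\sum_{i,j}|i\rangle\langle j|\otimes|i\rangle\langle j|$ onto the maximally entangled vector $d^{-1/2}\sum_i|ii\rangle$. Comparing the formulas,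
\begin{equation}\label{eq:swap}
F_d^\Gamma=d\,\Phi_d,\qquad \Phi_d^\Gamma=F_d/d .
\end{equation}
Moreover $F_d^2=I$ and $\operatorname{Tr}F_d=d$, so the projectors $P_\pm=(I\pm F_d)/2$ onto the symmetric and antisymmetric subspaces have ranks $d(d\pm1)/2$, and $\|F_d\|_1=d^2$.

Two facts about perfect discrimination will each be used twice.

\begin{lemma}\label{lem:perfect}
Let $\mathcal E$ be an orthogonal ensemble.
\begin{itemize}
\item[(a)] If one of the states is a pure product state, then $p_{\mathsf{LOCC}}(\mathcal E)=1$.
\item[(b)] Let $P_b$ be the projector onto the support of $\rho_b$. If $P_0+P_1=I$ and $p_{\mathsf{PPT}}(\mathcal E)=1$, then $P_0$ and $P_1$ are PPT.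
\end{itemize}
\end{lemma}

\begin{proof}
(a) Say $\rho_0=|a\rangle\langle a|\otimes|a'\rangle\langle a'|$. Alice tests for $a$, Bob tests for $a'$, and they guess $0$ if and only if both tests succeed. This realizes $M_0=\rho_0$, $M_1=I-\rho_0$, which makes no error since $\operatorname{Tr}(\rho_1\rho_0)=0$.

(b) By compactness some PPT measurement has $\operatorname{Tr}(\rho_0M_1)=\operatorname{Tr}(\rho_1M_0)=0$. For positive semidefinite operators, $\operatorname{Tr}(\rho M)=0$ forces $M$ to vanish on the support of $\rho$, so $M_1P_0=0$ and $M_0P_1=0$. Then $M_0=M_0P_0=(I-M_1)P_0=P_0$, and $M_1=P_1$.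
\end{proof}

\section{A family solved exactly}\label{sec:family}

The construction mixes two kinds of copies. A copy of the first kind carries the bit in a form that is hard to read locally: it is symmetric or antisymmetric, and contributes $F_d/d^2=(P_+-P_-)/d^2$ to $X$. By \eqref{eq:swap} this operator has trace norm $1$, while its partial transpose has trace norm $1/d$. A copy of the second kind always has label $0$ and is a maximally entangled state. It carries nothing to be discriminated; it is a resource. The two kinds live in orthogonal local subspaces, so that each party can see locally which kind a copy is.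

The resource is used through \emph{teleportation}, which we recall. Let Bob hold a system $B_1\cong\mathbb C^d$, let $C$ be any further system, and let Alice and Bob share $\Phi_d$ on $A'B'$. Bob measures $B_1B'$ in a suitable basis of $d^2$ maximally entangled vectors and sends the outcome to Alice, who applies a unitary to $A'$ depending on it. The resulting channel sends $Y_{CB_1}\otimes(\Phi_d)_{A'B'}$ to $Y_{CA'}$ for every state $Y$, hence by linearity for every operator $Y$.

Let $d\ge2$ and $c\ge1$ be integers, $D=d^{\,c}$ and $0<\varepsilon<1$. Let $\mathcal H_A=\mathcal H_B=\mathbb C^d\oplus\mathbb C^D$, with bases adapted to the direct sum; the summand is called the \emph{flag}, $0$ for $\mathbb C^d$ and $1$ for $\mathbb C^D$. Let $P_\pm$ and $F_d$ act on the block $\mathbb C^d\otimes\mathbb C^d$ and $\Phi_D$ on the block $\mathbb C^D\otimes\mathbb C^D$, all extended by zero. Define $\mathcal E$ by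
\begin{equation}\label{eq:family}
\eta_0\rho_0=(1-\varepsilon)\frac{P_+}{d^2}+\varepsilon\,\Phi_D,\qquad \eta_1\rho_1=(1-\varepsilon)\frac{P_-}{d^2}.
\end{equation}
Taking traces, $\eta_0=(1-\varepsilon)\frac{d+1}{2d}+\varepsilon$ and $\eta_1=(1-\varepsilon)\frac{d-1}{2d}$; these are positive and sum to $1$. The ensemble is orthogonal because $P_+P_-=0$ and the blocks are orthogonal, and
\[
X=(1-\varepsilon)\frac{F_d}{d^2}+\varepsilon\,\Phi_D .
\]

\begin{example}[Two copies are easier than one]\label{ex:two}
Take $d=2$, $c=1$, $\varepsilon=\frac34$. Then $\rho_1$ is the singlet in the flag-$0$ block, $\eta_0=\frac{15}{16}$, and $X=\frac14\cdot\frac{F_2}4+\frac34\Phi_2$. The partial transposes of $F_2/4$ and $\Phi_2$ have trace norms $\frac12$ and $2$. For one copy, \eqref{eq:expansion} gives $s_1\le\frac14\cdot\frac12+\frac34\cdot1=\frac78$, and always guessing $0$ (the observable $M=I$) attains $\operatorname{Tr}X=\frac78$.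

For two copies, Alice and Bob first measure the flags. With probability $\frac9{16}$ both flags are $1$; the parity is $0$ and they know it. With probability $\frac6{16}$ one flag is $0$ and one is $1$; Bob uses the flag-$1$ copy to teleport his half of the flag-$0$ copy, Alice measures $\{P_+,P_-\}$, and again there is no error. With probability $\frac1{16}$ both flags are $0$; they guess $0$, with bias $(\operatorname{Tr}F_2/4)^2=\frac14$. The total bias is $\frac{15}{16}+\frac1{64}=\frac{61}{64}$. It is optimal: the partial transposes of the four terms of $X^{\otimes2}$, without their weights, have trace norms $4,1,1,\frac14$, so \eqref{eq:expansion} gives the same value. Thus $s_2=\frac{61}{64}>\frac{56}{64}=s_1$, whereas copy-by-copy measurement gives only $s_1^2=\frac{49}{64}$.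
\end{example}

In general each flag-$1$ copy pays for the teleportation of $c$ flag-$0$ copies, and each flag-$0$ copy left unpaid costs a factor $1/d$. With $m$ copies of flag $1$, the balance is $cm-(L-m)=(c+1)m-L$.

\begin{theorem}\label{thm:family}
Let $\mathcal E$ be the ensemble \eqref{eq:family} and let $m$ be binomially distributed with parameters $L$ and $\varepsilon$. For every $L\ge1$,
\begin{equation}\label{eq:exact}
2p_{\mathsf{LOCC}}(\mathcal E^{(L)})-1=s_L=\mathbb E\Big[\min\big(1,d^{\,(c+1)m-L}\big)\Big],
\end{equation}
and the same value is optimal for one-way LOCC from Bob to Alice and for PPT measurements. Consequently: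
\begin{itemize}
\item[(i)] $p_{\mathsf{LOCC}}(\mathcal E)=\eta_0<1$, so $\mathcal E$ is locally indistinguishable, and no LOCC measurement on one copy is better than always guessing $0$;
\item[(ii)] if $\varepsilon>\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\ge1-\frac12e^{-2L(\varepsilon-\frac1{c+1})^2}\to1$;
\item[(iii)] if $\varepsilon<\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast;
\item[(iv)] if $\varepsilon=\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac34$.
\end{itemize}
\end{theorem}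

\begin{proof}
For $f\in\{0,1\}^L$ let $m=m(f)$ be the number of ones, $k=L-m$, and let $Y_f$ be the tensor product with $F_d/d^2$ at the positions where $f_i=0$ and $\Phi_D$ at the positions where $f_i=1$. Then
\[
X^{\otimes L}=\sum_{f}(1-\varepsilon)^{k}\varepsilon^{m}\,Y_f ,
\]
and under the weights $(1-\varepsilon)^k\varepsilon^m$ the number $m$ is binomial. One-way LOCC is contained in LOCC, which is contained in PPT, so it suffices to bound $\nu(X^{\otimes L})$ from above and to attain the bound with a one-way protocol.

\emph{Upper bound.} We have $\|F_d/d^2\|_1=\|\Phi_D\|_1=1$, and by \eqref{eq:swap} $\|(F_d/d^2)^\Gamma\|_1=\|\Phi_d\|_1/d=d^{-1}$ and $\|\Phi_D^\Gamma\|_1=\|F_D\|_1/D=d^{\,c}$. Hence $\|Y_f\|_1=1$ and $\|Y_f^\Gamma\|_1=d^{\,cm-k}=d^{\,(c+1)m-L}$, and \eqref{eq:expansion} bounds $\nu(X^{\otimes L})$ by the right side of \eqref{eq:exact}.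

\emph{The protocol.} Identify $\mathbb C^D$ with $(\mathbb C^d)^{\otimes c}$ by writing basis labels as $c$-tuples, in the same way on both sides; then $\Phi_D=\Phi_d^{\otimes c}$. Bob measures the flag of each copy and obtains a string $f$. With $j=\min(k,cm)$, he performs the teleportation measurements on the first $j$ of his $k$ flag-$0$ systems, using $j$ of the $cm$ factors $\mathbb C^d$ in his flag-$1$ systems. He sends $f$ and the outcomes to Alice. Alice measures her flags; if her string differs from $f$ she guesses $0$. Otherwise she completes the teleportations, measures the $\pm1$-valued observable $F_d$ on each of the $j$ copies she now holds entirely, and guesses $0$ or $1$ according as the product of the $j$ values is $+1$ or $-1$.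

Let $M$ be the observable of this protocol. The operator $Y_f$ is supported on the subspace where both flag strings equal $f$, so only that branch contributes to $\operatorname{Tr}(Y_fM)$. Teleportation acts exactly on the operator $Y_f$. Each teleported copy contributes $\operatorname{Tr}(F_d\cdot F_d)/d^2=1$, each unused $\Phi_d$ contributes its trace $1$, and each of the $k-j$ ignored flag-$0$ copies contributes $\operatorname{Tr}F_d/d^2=1/d$. Therefore
\[
\operatorname{Tr}(Y_fM)=d^{-(k-j)}=\min(1,d^{\,cm-k}),
\]
and summing over $f$ matches the upper bound. This proves \eqref{eq:exact}.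

\emph{Consequences.} For $L=1$, formula \eqref{eq:exact} gives $s_1=\frac{1-\varepsilon}d+\varepsilon=\eta_0-\eta_1$, so $p_{\mathsf{LOCC}}(\mathcal E)=\frac12+\frac12(\eta_0-\eta_1)=\eta_0$, which is (i). Put $S_L=(c+1)m-L$, so that $s_L=\mathbb E[\min(1,d^{\,S_L})]$. Hoeffding's inequality states that $P(\frac mL-\varepsilon\ge t)$ and $P(\frac mL-\varepsilon\le-t)$ are at most $e^{-2Lt^2}$ for $t\ge0$.

(ii) The event $S_L<0$ means $\frac mL-\varepsilon<-(\varepsilon-\frac1{c+1})$, so $s_L\ge P(S_L\ge0)\ge1-e^{-2L(\varepsilon-1/(c+1))^2}$.

(iii) Put $a=\frac12(1-(c+1)\varepsilon)>0$. The event $S_L\ge-aL$ means $(c+1)\frac mL\ge1-a$, that is, $\frac mL-\varepsilon\ge\frac{a}{c+1}$. Hence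
\[
s_L\le P(S_L\ge-aL)+d^{-aL}\le e^{-2La^2/(c+1)^2}+d^{-aL}.
\]

(iv) Now $S_L$ is a sum of $L$ independent steps equal to $c$ with probability $\frac1{c+1}$ and to $-1$ otherwise; the steps have mean $0$ and positive variance. By the central limit theorem $S_L/\sqrt L$ converges in law to a centered normal variable, whose distribution function is continuous. So $P(S_L\ge0)\to\frac12$, and $P(-K\le S_L<0)\to0$ for each fixed $K$, since this event is eventually contained in $\{-\tau\le S_L/\sqrt L<0\}$ for every $\tau>0$. From
\[
P(S_L\ge0)\le s_L\le P(S_L\ge0)+P(-K\le S_L<0)+d^{-K}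
\]
we get $\frac12\le\liminf s_L\le\limsup s_L\le\frac12+d^{-K}$ for all $K$. Thus $s_L\to\frac12$ and $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac34$.
\end{proof}

\begin{corollary}\label{cor:no}
The $4\otimes4$ ensemble of Example~\ref{ex:two} has $p_{\mathsf{LOCC}}(\mathcal E)=\frac{15}{16}<1$ and $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\ge1-\frac12e^{-L/8}\to1$. Hence a locally indistinguishable orthogonal ensemble need not satisfy \eqref{eq:hiding}.
\end{corollary}

\begin{proof}
Apply (i) and (ii) with $\varepsilon-\frac1{c+1}=\frac14$.
\end{proof}

The failure is not caused by one copy being nearly distinguishable. Given $0<\tau<1$, take $\varepsilon=\tau$, $d\ge1/\tau$ and $c+1>1/\tau$. Then $p_{\mathsf{LOCC}}(\mathcal E)=\frac12+\frac12\big(\frac{1-\varepsilon}d+\varepsilon\big)\le\frac12+\tau$, and still $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$ by (ii).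

\section{Negative conditional entropy}\label{sec:merging}

In the family above the entanglement sits in separate, labeled copies. This is not essential. What matters is that one party can transfer its share of most of the ensemble to the other using only the entanglement that the states already contain, and state merging tells us when this is possible.

Let $S(\sigma)=-\operatorname{Tr}\sigma\log_2\sigma$ be the von Neumann entropy; for a state $\sigma$ of several systems, $S(B)_\sigma$ denotes the entropy of its reduced state on $B$. Let $h(x)=-x\log_2x-(1-x)\log_2(1-x)$.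

\begin{theorem}[State merging; Horodecki, Oppenheim, Winter \cite{HOW05,HOW07}]\label{thm:HOW}
Let $\psi_{ABR}$ be a pure state with $S(AB)_\psi-S(B)_\psi<0$. Then there are LOCC channels $\Lambda_n:A^nB^n\to B'^nB^n$, where $B'\cong A$ is held by Bob, using no initial entanglement and only one-way communication from Alice to Bob, such that
\[
\epsilon_n:=\big\|(\Lambda_n\otimes\mathrm{id}_{R^n})(\psi_{ABR}^{\otimes n})-\psi_{B'BR}^{\otimes n}\big\|_1\to0 .
\]
\end{theorem}

(Merging generates additional entanglement in this regime; it is discarded.) The point of the reference system $R$ is that merging preserves correlations with it. If $R$ records the labels, then merging the average state moves the individual states $\rho_{\vec b}$ to Bob, with small error on average.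

\begin{theorem}\label{thm:merging}
Let $\mathcal E$ be orthogonal and $\omega=\eta_0\rho_0+\eta_1\rho_1$. If $S(B)_\omega>S(AB)_\omega$ or $S(A)_\omega>S(AB)_\omega$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.
\end{theorem}

\begin{proof}
By symmetry assume the first inequality. Let $|\varphi_b\rangle_{ABR'}$ be a purification of $\rho_b$, and let $\psi$ be the pure state with vector $\sum_b\sqrt{\eta_b}\,|\varphi_b\rangle_{ABR'}|b\rangle_{R''}$, with $R=R'R''$. Its reduced state on $AB$ is $\omega$, so Theorem~\ref{thm:HOW} applies. Discard $R'^L$ and measure $R''^L$ in the basis $|\vec b\rangle$. This channel acts only on $R^L$, so it commutes with $\Lambda_L$; it turns $\psi^{\otimes L}$ into $\sum_{\vec b}\eta_{\vec b}\,\rho_{\vec b}\otimes|\vec b\rangle\langle\vec b|$; and it does not increase the trace norm. Hence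
\[
\sum_{\vec b}\eta_{\vec b}\,\big\|\Lambda_L(\rho_{\vec b})-\rho_{\vec b}\big\|_1\le\epsilon_L ,
\]
where the second $\rho_{\vec b}$ is regarded as a state on $B'^LB^L$. After $\Lambda_L$, Bob measures $\{\Pi_0,\Pi_1\}$, where $\Pi_0$ projects onto the support of $\rho_0^{(L)}$ and $\Pi_1=I-\Pi_0$. Orthogonality of $\mathcal E^{(L)}$ gives $\operatorname{Tr}(\rho_{\vec b}\,\Pi_{1-b})=0$ when $\vec b$ has parity $b$. Since $\operatorname{Tr}[(\sigma-\sigma')\Pi]\le\frac12\|\sigma-\sigma'\|_1$ for states $\sigma,\sigma'$ and $0\le\Pi\le I$, the error probability is at most $\epsilon_L/2\to0$.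
\end{proof}

\begin{remark}\label{rem:threshold}
For the family \eqref{eq:family}, $\omega$ is the mixture of the maximally mixed state on the flag-$0$ block, with weight $1-\varepsilon$, and $\Phi_D$, with weight $\varepsilon$. So $S(AB)_\omega=h(\varepsilon)+2(1-\varepsilon)\log_2d$ and $S(B)_\omega=h(\varepsilon)+(1-\varepsilon)\log_2d+\varepsilon c\log_2d$, and
\[
S(B)_\omega-S(AB)_\omega=\big((c+1)\varepsilon-1\big)\log_2d .
\]
The hypothesis of Theorem~\ref{thm:merging} is exactly case (ii) of Theorem~\ref{thm:family}, and case (iv) shows that the strict inequality cannot be replaced by a weak one.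
\end{remark}

\begin{corollary}\label{cor:pure}
Let $\rho_0$ be pure, let $\rho_0\rho_1=0$, and let the pair be locally indistinguishable. Then $\rho_0$ is entangled, and $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$ for all $\eta_0<1$ close enough to $1$.
\end{corollary}

\begin{proof}
By Lemma~\ref{lem:perfect}(a), $\rho_0$ is not a product state. The reduced state of an entangled pure state is mixed, so $S(B)_{\rho_0}>0=S(AB)_{\rho_0}$. As $\eta_0\to1$ we have $\omega\to\rho_0$, and the entropy is continuous, so Theorem~\ref{thm:merging} applies for $\eta_0$ near $1$.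
\end{proof}

\begin{corollary}[Two qubits]\label{cor:bell}
Let $\rho_0=\Phi_2$ and $\rho_1=(I-\Phi_2)/3$. Then $p_{\mathsf{LOCC}}(\mathcal E)\le p_{\mathsf{PPT}}(\mathcal E)<1$ for all priors. If $h(\eta_1)+\eta_1\log_23<1$, for example if $\eta_0\ge\frac9{10}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.
\end{corollary}

\begin{proof}
The supports of $\rho_0$ and $\rho_1$ span the whole space, and $\Phi_2^\Gamma=F_2/2$ has the eigenvalue $-\frac12$. By Lemma~\ref{lem:perfect}(b), $p_{\mathsf{PPT}}(\mathcal E)<1$. Both states have reduced state $I/2$ on $B$, so $S(B)_\omega=1$. The eigenvalues of $\omega$ are $\eta_0$ and, three times, $\eta_1/3$, so $S(AB)_\omega=h(\eta_1)+\eta_1\log_23$. The derivative $\log_2\frac{3(1-\eta_1)}{\eta_1}$ of this function is positive for $\eta_1<\frac34$, and its value at $\eta_1=\frac1{10}$ is less than $0.47+0.16=0.63$. Apply Theorem~\ref{thm:merging}.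
\end{proof}

\section{A dichotomy when $\|X^\Gamma\|_1\le1$}\label{sec:dichotomy}

If $\|X^\Gamma\|_1<1$ the bias decays by Lemma~\ref{lem:twonorms}. The boundary case $\|X^\Gamma\|_1=1$ is the delicate one: neither norm of $X^{\otimes L}$ decays, and it cannot be avoided for PPT states, where the triangle inequality gives only $\|X^\Gamma\|_1\le1$.

\begin{theorem}\label{thm:dichotomy}
Let $X$ be a Hermitian operator on $\mathcal H_A\otimes\mathcal H_B$ with $\|X\|_1=1$ and $\|X^\Gamma\|_1\le1$. Either $\nu(X)=1$, and then $\nu(X^{\otimes L})=1$ for all $L$; or there is $\kappa>0$ such that $\nu(X^{\otimes L})\le e^{-\kappa L}$ for all $L$.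
\end{theorem}

The first idea is to write $X$ as an average of an operator with small trace norm and an operator whose partial transpose has small trace norm. In the smallest case this suffices.

\begin{example}\label{ex:half}
Take the pair of Corollary~\ref{cor:bell} with $\eta_0=\eta_1=\frac12$, so $X=\frac23\Phi_2-\frac16I$ and $X^\Gamma=\frac13F_2-\frac16I=\frac16P_+-\frac12P_-$. Both have trace norm $1$. Write $X=\frac12V+\frac12W$ with $V=\frac23\Phi_2$ and $W=\frac23\Phi_2-\frac13I$. Then $V^\Gamma=\frac13F_2$ and $W^\Gamma=-\frac23P_-$, so
\[
\|V\|_1=\|W^\Gamma\|_1=\tfrac23,\qquad\|V^\Gamma\|_1=\|W\|_1=\tfrac43 .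
\]
Now $X^{\otimes L}$ is the average of the $2^L$ tensor products of factors $V$ and $W$. For each such product $Y$ we have $\|Y\|_1\|Y^\Gamma\|_1=(\frac89)^L$, and a minimum is at most the geometric mean. By \eqref{eq:expansion}, $\nu(X^{\otimes L})\le(\frac89)^{L/2}$.
\end{example}

Duality produces such a splitting whenever $\nu(X)<1$.

\begin{lemma}\label{lem:duality}
For every Hermitian $X$,
\[
\nu(X)=\min\{\|Y\|_1+\|Z^\Gamma\|_1:\ Y+Z=X,\ Y,Z\text{ Hermitian}\}.
\]
\end{lemma}

\begin{proof}
Call the right side $N(X)$. The minimum is attained because $Y\mapsto\|Y\|_1+\|(X-Y)^\Gamma\|_1$ is continuous and tends to infinity with $\|Y\|_1$. The function $N$ is a norm on the real space of Hermitian operators: it is absolutely homogeneous, adding optimal decompositions gives the triangle inequality, and $N(X)=0$ forces $Y=Z=0$. Let $\mathcal B$ be the dual unit ball, the set of Hermitian $M$ with $\operatorname{Tr}(MX')\le N(X')$ for all Hermitian $X'$. If $M\in\mathcal B$, the decompositions $X'+0$ and $0+X'$ give $\operatorname{Tr}(MX')\le\|X'\|_1$ and $\operatorname{Tr}(M^\Gamma X'^\Gamma)\le\|X'^\Gamma\|_1$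 for all $X'$, that is, $\|M\|_\infty\le1$ and $\|M^\Gamma\|_\infty\le1$. Conversely these two bounds give $\operatorname{Tr}(MY)+\operatorname{Tr}(MZ)\le\|Y\|_1+\|Z^\Gamma\|_1$ by Lemma~\ref{lem:twonorms}, so $M\in\mathcal B$. A norm on a finite-dimensional space is the dual of its dual norm, so $N(X)=\max_{M\in\mathcal B}\operatorname{Tr}(MX)=\nu(X)$.
\end{proof}

\begin{lemma}[A good direction]\label{lem:direction}
Let $X$ be Hermitian with $\|X\|_1=\|X^\Gamma\|_1=1$ and $\nu:=\nu(X)<1$. There are a Hermitian $\Delta\ne0$ and constants $\gamma,r>0$ such that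
\begin{equation}\label{eq:direction}
\|X+t\Delta\|_1\le1-\gamma t,\qquad\|(X-t\Delta)^\Gamma\|_1\le1-\gamma t\qquad(0\le t\le r).
\end{equation}
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:duality}, $X=Y+Z$ with $\|Y\|_1+\|Z^\Gamma\|_1=\nu<1$. Neither term vanishes: $Z=0$ would give $\nu=\|X\|_1=1$, and $Y=0$ would give $\nu=\|X^\Gamma\|_1=1$. Put $\theta=\|Y\|_1/\nu\in(0,1)$, $V=Y/\theta$ and $W=Z/(1-\theta)$. Then
\[
X=\theta V+(1-\theta)W,\qquad\|V\|_1=\|W^\Gamma\|_1=\nu .
\]
So $X$ lies inside the segment from $W$ to $V$. Let $\Delta=V-X$, which is nonzero since $\|V\|_1<\|X\|_1$; then $W-X=-\frac\theta{1-\theta}\Delta$. For $0\le t\le1$, the identity $X+t\Delta=(1-t)X+tV$ gives $\|X+t\Delta\|_1\le1-t(1-\nu)$. For $t'=\frac{1-\theta}\theta t\in[0,1]$, the identity $X-t\Delta=(1-t')X+t'W$ gives $\|(X-t\Delta)^\Gamma\|_1\le(1-t')\|X^\Gamma\|_1+t'\nu=1-t'(1-\nu)$. Take $\gamma=(1-\nu)\min(1,\frac{1-\theta}\theta)$ and $r=\min(1,\frac\theta{1-\theta})$.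
\end{proof}

In Example~\ref{ex:half} one has $\Delta=I/6$. The argument given there worked because the two ``wrong'' norms $\|V^\Gamma\|_1$ and $\|W\|_1$ happened to be small enough. In general we know only what the triangle inequality gives. Put $C=\max(\|\Delta\|_1,\|\Delta^\Gamma\|_1)>0$; then $\gamma\le C$, because $1-\gamma t\ge\|X+t\Delta\|_1\ge1-Ct$. Expanding $X=\frac12(X+t\Delta)+\frac12(X-t\Delta)$, a typical term has about $L/2$ factors of each sign, and the available bound $[(1-\gamma t)(1+Ct)]^{L/2}$ on either norm exceeds $1$ for small $t$ when $\gamma<C$.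

The way out is to move all copies together. For a fixed PPT observable $M$, the function $q(z)=\operatorname{Tr}[(X+z\Delta)^{\otimes L}M]$ is a polynomial, and \eqref{eq:direction} makes it exponentially small on the real axis on \emph{both} sides of $0$, for two different reasons. Off the real axis it may grow, at a controlled rate. A holomorphic function with these bounds cannot have a peak at $0$.

\begin{lemma}\label{lem:complex}
Let $\gamma,C,r,L>0$ and let $q$ be an entire function with
\begin{equation}\label{eq:growth}
|q(x+iy)|\le\exp\big(L(-\gamma|x|+C|y|)\big)\qquad\text{whenever }|x|\le r .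
\end{equation}
Then $|q(0)|\le e^{-\kappa L}$, where $\kappa=Cr\,\dfrac{\sinh T}{\cosh^2T}$ and $T=\dfrac{\pi C}{\gamma}$.
\end{lemma}

Averaging $\log|q|$ over a circle of radius $R\le r$ bounds $\frac1L\log|q(0)|$ only by $\frac{2R}\pi(C-\gamma)$, which is useless when $\gamma\le C$: a circle meets the real axis, where \eqref{eq:growth} is strong, in two points only. We therefore make two real segments $\delta\le|x|\le r$ part of the boundary, using the substitution $z=\delta\sin w$ on a rectangle (Figure~\ref{fig:slit}). With $w=\alpha+i\beta$, the harmonic function $-\frac{2\gamma\delta}\pi\operatorname{Re}(w\sin w)$ equals $-\gamma|x|$ on the vertical sides and contains the term $\frac{2\gamma T}\pi|y|$ on the horizontal sides $\beta=\pm T$. For $T$ large this exceeds the required $C|y|$. The surplus allows us to subtract a multiple of $\operatorname{Re}\cos w$, which vanishes on the vertical sides, is proportional to $|y|$ on the horizontal ones, and equals $1$ at the center.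

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.9]
\draw (-1,1.6) -- (1,1.6);
\draw (-1,-1.6) -- (1,-1.6);
\draw[ultra thick] (-1,-1.6) -- (-1,1.6);
\draw[ultra thick] (1,-1.6) -- (1,1.6);
\fill (0,0) circle (1.5pt) node[above] {$0$};
\node[above] at (0,1.6) {$\beta=T$};
\node[below] at (0,-1.6) {$\beta=-T$};
\node[left] at (-1,0) {$\alpha=-\frac{\pi}{2}$};
\node[right] at (1,0) {$\alpha=\frac{\pi}{2}$};
\draw[->] (2.7,0) -- node[above] {$z=\delta\sin w$} (4.9,0);
\begin{scope}[xshift=7.6cm]
\draw (0,0) ellipse (2cm and 1.79cm);
\draw[ultra thick] (0.9,0) -- (2,0);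
\draw[ultra thick] (-0.9,0) -- (-2,0);
\fill (0,0) circle (1.5pt) node[above] {$0$};
\node[below] at (0.9,0) {$\delta$};
\node[below] at (-0.9,0) {$-\delta$};
\node[right] at (2,0) {$r$};
\end{scope}
\end{tikzpicture}
\caption{The boundary of the rectangle $|\alpha|\le\frac\pi2$, $|\beta|\le T$ under $z=\delta\sin(\alpha+i\beta)$, with $\delta\cosh T=r$. The vertical sides (thick) go to the real segments $\delta\le|x|\le r$, each covered twice; the horizontal sides go to the upper and lower halves of the ellipse with semi-axes $r$ and $\delta\sinh T$.}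
\label{fig:slit}
\end{figure}

\begin{proof}[Proof of Lemma~\ref{lem:complex}]
Let $\delta=r/\cosh T$, so that $\kappa=C\delta\tanh T$, and let $Q=\{\alpha+i\beta:|\alpha|\le\frac\pi2,\ |\beta|\le T\}$. For $w=\alpha+i\beta$ the point $z=\delta\sin w$ has
\[
x=\delta\sin\alpha\cosh\beta,\qquad y=\delta\cos\alpha\sinh\beta .
\]
On $Q$ we have $|x|\le\delta\cosh T=r$, so \eqref{eq:growth} applies. Let $H(w)=-\frac{2\gamma\delta}\pi\,w\sin w-\kappa\cos w$, an entire function with
\[
\operatorname{Re}H=-\frac{2\gamma\delta}\pi\big(\alpha\sin\alpha\cosh\beta-\beta\cos\alpha\sinh\beta\big)-\kappa\cos\alpha\cosh\beta .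
\]
We claim that $-\gamma|x|+C|y|\le\operatorname{Re}H$ on $\partial Q$.

On the sides $\alpha=\pm\frac\pi2$ we have $\cos\alpha=0$, $y=0$, $|x|=\delta\cosh\beta$ and $\alpha\sin\alpha=\frac\pi2$, so both sides of the claim equal $-\gamma\delta\cosh\beta$.

On the sides $\beta=\pm T$ we have $|x|=\delta|\sin\alpha|\cosh T$, $|y|=\delta\cos\alpha\sinh T$ and $\alpha\sin\alpha=|\alpha|\,|\sin\alpha|$, so
\[
\operatorname{Re}H=-\frac{2|\alpha|}\pi\,\gamma|x|+\cos\alpha\Big(\frac{2\gamma T}\pi\,\delta\sinh T-\kappa\cosh T\Big).
\]
The first term is at least $-\gamma|x|$ because $|\alpha|\le\frac\pi2$. Since $\frac{2\gamma T}\pi=2C$ and $\kappa\cosh T=C\delta\sinh T$, the bracket equals $C\delta\sinh T$, and the second term is $C|y|$. This proves the claim.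

The entire function $g(w)=q(\delta\sin w)\,e^{-LH(w)}$ therefore satisfies $|g|\le1$ on $\partial Q$. By the maximum modulus principle $|g(0)|\le1$, and $H(0)=-\kappa$ gives $|q(0)|\le e^{-\kappa L}$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:dichotomy}]
Suppose $\nu(X)=1$, attained at $M$. Then $M^{\otimes L}$ is Hermitian, $\|M^{\otimes L}\|_\infty\le1$, $\|(M^{\otimes L})^\Gamma\|_\infty=\|M^\Gamma\|_\infty^L\le1$, and $\operatorname{Tr}(X^{\otimes L}M^{\otimes L})=1$. Together with $\nu(X^{\otimes L})\le\|X\|_1^L=1$ this gives the first alternative.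

Suppose $\nu(X)<1$. If $\|X^\Gamma\|_1<1$, Lemma~\ref{lem:twonorms} gives the bound with $\kappa=-\ln\|X^\Gamma\|_1$; note $X^\Gamma\ne0$. So let $\|X^\Gamma\|_1=1$, take $\Delta,\gamma,r$ from Lemma~\ref{lem:direction}, and let $C=\max(\|\Delta\|_1,\|\Delta^\Gamma\|_1)$. Fix $L$ and an operator $M$ on $L$ copies with $\|M\|_\infty\le1$ and $\|M^\Gamma\|_\infty\le1$, and put $q(z)=\operatorname{Tr}[(X+z\Delta)^{\otimes L}M]$. Lemma~\ref{lem:twonorms}, which allows non-Hermitian $Y$, and multiplicativity of the trace norm give
\[
|q(z)|\le\min\big(\|X+z\Delta\|_1,\ \|(X+z\Delta)^\Gamma\|_1\big)^L .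
\]
Let $z=x+iy$ with $|x|\le r$. If $x\ge0$, then $\|X+z\Delta\|_1\le\|X+x\Delta\|_1+|y|\,\|\Delta\|_1\le1-\gamma|x|+C|y|$ by the first inequality in \eqref{eq:direction}. If $x\le0$, then $\|(X+z\Delta)^\Gamma\|_1\le\|(X-|x|\Delta)^\Gamma\|_1+|y|\,\|\Delta^\Gamma\|_1\le1-\gamma|x|+C|y|$ by the second. Since $1+u\le e^u$, the bound \eqref{eq:growth} holds. Lemma~\ref{lem:complex} gives $|\operatorname{Tr}(X^{\otimes L}M)|=|q(0)|\le e^{-\kappa L}$, where $\kappa$ depends only on $\gamma,C,r$, not on $L$ or $M$.
\end{proof}

\begin{remark}\label{rem:hypothesis}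
The hypothesis $\|X^\Gamma\|_1\le1$ is what makes the second bound in \eqref{eq:direction} start from $1$ at $t=0$; otherwise $q$ is not known to be small just to the left of $0$. It cannot be dropped. For the family \eqref{eq:family}, $\|X^\Gamma\|_1=\frac{1-\varepsilon}d+\varepsilon d^{\,c}$, which exceeds $1$ when $\varepsilon\ge\frac1{c+1}$ because $d^{\,c}\ge2^c\ge c+1$; there $\nu(X)<1$ but $\nu(X^{\otimes L})\not\to0$ by Theorem~\ref{thm:family}. Nor is the hypothesis necessary for hiding: for $d=3$, $c=1$, $\varepsilon=\frac25$ one has $\|X^\Gamma\|_1=\frac75$, and case (iii) applies.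
\end{remark}

\section{PPT, separable and two-qubit ensembles}\label{sec:separable}

\begin{corollary}[Dichotomy for PPT states]\label{cor:ppt}
Let $\mathcal E$ be an orthogonal ensemble of two PPT states, for example separable states. Either $p_{\mathsf{PPT}}(\mathcal E^{(L)})=1$ for all $L$, or there is $\kappa>0$ with $p_{\mathsf{PPT}}(\mathcal E^{(L)})\le\frac12+\frac12e^{-\kappa L}$ for all $L$. In particular, if $p_{\mathsf{PPT}}(\mathcal E)<1$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast.
\end{corollary}

\begin{proof}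
Since $\rho_b^\Gamma\ge0$, we have $\|X^\Gamma\|_1\le\eta_0\operatorname{Tr}\rho_0^\Gamma+\eta_1\operatorname{Tr}\rho_1^\Gamma=1$. Apply Theorem~\ref{thm:dichotomy}, \eqref{eq:bias} and \eqref{eq:loccppt}.
\end{proof}

The hypothesis here concerns PPT measurements, while the question of Section~\ref{sec:question} assumes only $p_{\mathsf{LOCC}}(\mathcal E)<1$. For two separable two-qubit states the two assumptions coincide. The proof uses the theorem of St{\o}rmer, Woronowicz, and M., P. and R. Horodecki that on $\mathbb C^2\otimes\mathbb C^2$ every PPT operator is separable.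

\begin{corollary}\label{cor:sep2}
Every orthogonal ensemble of two separable two-qubit states with $p_{\mathsf{LOCC}}(\mathcal E)<1$ satisfies $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast.
\end{corollary}

\begin{proof}
By Corollary~\ref{cor:ppt} it suffices to show that $p_{\mathsf{PPT}}(\mathcal E)=1$ implies $p_{\mathsf{LOCC}}(\mathcal E)=1$. A separable state of rank one is a pure product state, and then Lemma~\ref{lem:perfect}(a) applies. Otherwise both ranks are at least $2$ and their sum is at most $4$, so the supports $V_0,V_1$ are complementary orthogonal planes. By Lemma~\ref{lem:perfect}(b) the projector $P_0$ onto $V_0$ is PPT, hence separable: $P_0=\sum_i\lambda_i|e_i\rangle\langle e_i|$ with $\lambda_i>0$ and unit product vectors $e_i$. Each $e_i$ lies in $V_0$, because $\sum_i\lambda_i|\langle e_i|v\rangle|^2=\langle v|P_0|v\rangle=0$ for $v\in V_1$. We show that $\{P_0,P_1\}$ is an LOCC measurement.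

\emph{Case 1: $V_0$ contains three pairwise non-proportional product vectors.} Two of them, $a\otimes u$ and $a'\otimes u'$, form a basis of $V_0$, and the third is $\lambda\,a\otimes u+\mu\,a'\otimes u'$ with $\lambda\mu\ne0$. If $\{a,a'\}$ and $\{u,u'\}$ were both bases of $\mathbb C^2$, the coefficient matrix of the third vector in these bases would be $\operatorname{diag}(\lambda,\mu)$, of rank two, and the vector would not be a product. So $a\parallel a'$, in which case $u,u'$ are independent and $V_0=a\otimes\mathbb C^2$; or $u\parallel u'$, in which case $V_0=\mathbb C^2\otimes u$. One party realizes $\{P_0,P_1\}$ alone, by testing for $a$ or for $u$.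

\emph{Case 2: it does not.} Collecting proportional terms and using that $P_0$ has rank two, $P_0=\lambda|e\rangle\langle e|+\mu|f\rangle\langle f|$ with $\lambda,\mu>0$ and linearly independent $e=a\otimes u$, $f=a'\otimes u'$, all four factors being unit vectors. The equation $P_0e=e$ reads $\lambda e+\mu\langle f|e\rangle f=e$, so $\lambda=1$ and $\langle f|e\rangle=0$; then $P_0f=f$ gives $\mu=1$. From $\langle a'|a\rangle\langle u'|u\rangle=0$ we get $a\perp a'$ or $u\perp u'$. If $a\perp a'$, Alice measures in the basis $\{a,a'\}$ and announces the result, Bob tests for $u$ or for $u'$ accordingly, and they guess $0$ if and only if his test succeeds. This realizes $M_0=|a\rangle\langle a|\otimes|u\rangle\langle u|+|a'\rangle\langle a'|\otimes|u'\rangle\langle u'|=P_0$. If $u\perp u'$, exchange the roles of Alice and Bob.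
\end{proof}

Separability cannot be omitted, by Corollary~\ref{cor:bell}. The same pair of states shows that, unlike local indistinguishability, property \eqref{eq:hiding} depends on the priors.

\begin{corollary}\label{cor:priors}
Let $\rho_0=\Phi_2$ and $\rho_1=(I-\Phi_2)/3$, a pair that is locally indistinguishable for all priors. If $0<\eta_0\le\frac12$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast. If $\frac9{10}\le\eta_0<1$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.
\end{corollary}

\begin{proof}
Here $X=(\eta_0+\frac{\eta_1}3)\Phi_2-\frac{\eta_1}3I$, so $X^\Gamma=(\eta_0+\frac{\eta_1}3)\frac{F_2}2-\frac{\eta_1}3I$. On the three-dimensional symmetric subspace the eigenvalue is $\frac{\eta_0}2-\frac{\eta_1}6=\frac{4\eta_0-1}6$, and on the singlet it is $-\frac{\eta_0}2-\frac{\eta_1}2=-\frac12$. Thus $\|X^\Gamma\|_1=\frac12+\frac12|4\eta_0-1|$, which is at most $1$ if and only if $\eta_0\le\frac12$. Corollary~\ref{cor:bell} gives $\nu(X)<1$, so Theorem~\ref{thm:dichotomy} yields the first claim; the second claim is part of Corollary~\ref{cor:bell}.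
\end{proof}

Finally, separable states contain no entanglement to spend, and an additional copy is something that Alice and Bob could have prepared themselves. So the increase $s_2>s_1$ of Example~\ref{ex:two} cannot occur, in any dimension.

\begin{proposition}\label{prop:monotone}
If $\rho_0,\rho_1$ are separable and orthogonal, then $s_{L+1}\le s_L$ for all $L$. Hence $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\le p_{\mathsf{LOCC}}(\mathcal E)$ for all $L$.
\end{proposition}

\begin{proof}
Let $M$ be the observable of an LOCC measurement on $L+1$ copies and put $M^{(b)}=\operatorname{Tr}_{L+1}[(I\otimes\rho_b)M]$, the partial trace over the last copy. Expanding the last factor of $X^{\otimes(L+1)}$,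
\[
\operatorname{Tr}(X^{\otimes(L+1)}M)=\eta_0\operatorname{Tr}(X^{\otimes L}M^{(0)})+\eta_1\operatorname{Tr}\big(X^{\otimes L}(-M^{(1)})\big).
\]
A separable state is a finite mixture of product states, so Alice and Bob can prepare $\rho_b$ by LOCC: Alice samples the term of the mixture and announces it. Preparing $\rho_b$ as the last copy and running the given protocol is an LOCC measurement on $L$ copies with observable $M^{(b)}$, and exchanging its outcomes gives $-M^{(b)}$. The right side is therefore at most $(\eta_0+\eta_1)s_L=s_L$.
\end{proof}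

Thus a locally indistinguishable separable ensemble never has the limit $1$. We do not determine the limit for PPT or separable ensembles in dimensions above $2\otimes2$ that are perfectly distinguishable by PPT measurements but not by LOCC; for these, in the separable case, we prove only Proposition~\ref{prop:monotone}.

\begin{thebibliography}{9}

\bibitem{HaKim}
Donghoon Ha and Jeong San Kim, \emph{Quantum data hiding with two-qubit separable states}, arXiv:2512.15095 (2025).

\bibitem{HOW05}
Horodecki, Oppenheim, Winter, Nature \textbf{436}, 673 (2005).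

\bibitem{HOW07}
Horodecki, Oppenheim, Winter, Commun. Math. Phys. \textbf{269}, 107 (2007).

\end{thebibliography}
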